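\title{The Euler characteristic of moduli space as the constant term of the generating function of even-valent maps}

\begin{abstract}
Let $e_g(t)$ be the generating function of labeled $2\nu$-valent maps of genus $g\ge2$, and let $z(t)$ be the power series solution of $z=1-ctz^\nu$ with $c=2\nu\binom{2\nu-1}{\nu}$. We prove that $e_g+B_{2g}/(4g(g-1))$ is a polynomial in $\eta=1/(\nu-(\nu-1)z)$, divisible by $\eta^{2g-2}$ and of degree exactly $5g-5$. The constant term of the partial fraction expansion of $e_g$ in $z$ is therefore $-\chi_{\mathrm{orb}}(M_g)$, minus the orbifold Euler characteristic of the moduli space of Riemann surfaces of genus $g$, for every even valence. For valence four this is a conjecture of Ercolani, Lega and Tippings. The proof extracts from the orthogonal polynomials of the one-matrix model two linear differential equations for $e_g$ whose symbols are coprime, and combines them by B\'ezout's identity.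
\end{abstract}

\section{The problem and the results}\label{sec:intro}

A \emph{map} is a connected graph embedded in a compact oriented surface so that the complement of the graph is a union of open cells, the \emph{faces}. Fix an integer $\nu\ge2$ and consider maps with $j$ vertices, all of valence $2\nu$, in which the vertices are labeled $1,\dots,j$ and the $2\nu$ darts (half-edges) at each vertex are labeled $1,\dots,2\nu$ compatibly with the orientation. Such a map is a purely combinatorial object. Let $\sigma$ be the permutation of the $2\nu j$ darts that sends each dart to the next one around its vertex; it is fixed by the labels. The edges form a pairing of the darts, that is, a fixed-point-free involution $\alpha$; connectedness means that $\sigma$ and $\alpha$ act transitively; the faces are the cycles of $\sigma\alpha$; and Euler's formula $j-\nu j+F=2-2g$ relates their number $F$ to the genus $g$: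
\begin{equation}\label{eq:faces}
F=(\nu-1)j+2-2g\ \ge1 .
\end{equation}
Let $\mathcal N_{2\nu}(g,j)$ be the number of connected pairings of genus $g$, and put
\[
e_g(t)=\sum_{j\ge1}\frac{(-t)^j}{j!}\,\mathcal N_{2\nu}(g,j)\in\mathbb Q[[t]].
\]
For $\nu=2$, $j=1$, the pairings $(12)(34)$ and $(14)(23)$ have three faces and $(13)(24)$ has one, so $e_0=-2t+\cdots$ and $e_1=-t+\cdots$. These series are the terms of the genus expansion of the Hermitian one-matrix model,
\[
\log\frac{Z_N(t)}{Z_N(0)}\sim\sum_{g\ge0}N^{2-2g}e_g(t),\qquad Z_N(t)=\int e^{-N\operatorname{tr}\left(\frac12M^2+tM^{2\nu}\right)}\,dM,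
\]
which we use only as an identity between Taylor coefficients in $t$ (Proposition~\ref{prop:wick}).

The natural variable for $e_g$ is the unique power series $z=z(t)$ with
\begin{equation}\label{eq:z}
z=1-c\,t\,z^\nu,\qquad z(0)=1,\qquad c=2\nu b,\qquad b=\binom{2\nu-1}{\nu}.
\end{equation}
For $\nu=2$ we have $c=12$, and $z$ is the genus-zero generating function of two-legged $4$-valent maps; it also appears below as the leading term of the recurrence coefficients of the orthogonal polynomials of the model. It is known that for $\nu=2$ and $g\ge2$ the series $e_g$ is a rational function of $z$ with partial fraction expansion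
\begin{equation}\label{eq:pf}
e_g=C^{(g)}+\sum_{\ell=0}^{3g-3}\frac{q_\ell}{(2-z)^{2g-2+\ell}} .
\end{equation}
We do not use this fact; it is part of what we prove. Three values of $z$ are distinguished. Since $z=(\sqrt{1+48t}-1)/(24t)$, the pole $z=2$ lies over the branch point $t=-1/48$, and the two branches tend to $z=1$ and $z=\infty$ as $t\to0$. At $z=1$ the function $e_g$ vanishes, so $-C^{(g)}=\sum_\ell q_\ell$. At $z=\infty$ it takes the value $C^{(g)}$, which is thus the value at $t=0$ of $e_g$ on the second sheet. What is this number?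

Let $B_{2k}$ be the Bernoulli numbers, $\frac y2\coth\frac y2=\sum_{k\ge0}B_{2k}\,y^{2k}/(2k)!$, so $B_2=\frac16$, $B_4=-\frac1{30}$. They are the numbers in the expansion $\Gamma'(x)/\Gamma(x)\sim\log x-\frac1{2x}-\sum_{k\ge1}\frac{B_{2k}}{2k}x^{-2k}$, as one sees by applying Watson's lemma to Gauss's formula $\Gamma'(x)/\Gamma(x)-\log x=\int_0^\infty e^{-xy}\bigl(\frac1y-\frac1{1-e^{-y}}\bigr)dy$, where $\frac1{1-e^{-y}}=\frac12+\frac12\coth\frac y2$. Put
\[
c_g=\frac{B_{2g}}{4g(g-1)}\qquad(g\ge2).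
\]
Let $M_g$ be the moduli space of Riemann surfaces of genus $g$, the quotient of Teichm\"uller space by the mapping class group; its orbifold Euler characteristic $\chi_{\mathrm{orb}}(M_g)$ is the Euler characteristic of the quotient by a torsion-free subgroup of finite index, divided by that index. The Harer--Zagier formula states that $\chi_{\mathrm{orb}}(M_g)=c_g$ for $g\ge2$, and $M_g$ enters this paper only through it. Ercolani, Lega and Tippings \cite{ELT} conjectured that $-C^{(g)}=\chi_{\mathrm{orb}}(M_g)$. The conjecture is true.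

\begin{theorem}\label{thm:A}
Let $\nu=2$. For all $g\ge2$,
\[
-C^{(g)}=\sum_{\ell=0}^{3g-3}q_\ell=\frac{B_{2g}}{4g(g-1)}=\chi_{\mathrm{orb}}(M_g).
\]
\end{theorem}

\begin{theorem}\label{thm:B}
For all $\nu\ge2$ and $g\ge2$ there are rational numbers $q_0,\dots,q_{3g-3}$ with
\[
e_g=-\frac{B_{2g}}{4g(g-1)}+\sum_{\ell=0}^{3g-3}\frac{q_\ell}{(\nu-(\nu-1)z)^{2g-2+\ell}},\qquad
\sum_{\ell=0}^{3g-3}q_\ell=\frac{B_{2g}}{4g(g-1)}=\chi_{\mathrm{orb}}(M_g).
\]
Thus $\lim_{z\to\infty}e_g=-\chi_{\mathrm{orb}}(M_g)$ for every even valence, and $e_g+\chi_{\mathrm{orb}}(M_g)=O(z^{2-2g})$ as $z\to\infty$. Moreover $q_{3g-3}>0$, so the pole at $z=\nu/(\nu-1)$ has order exactly $5g-5$. Explicitly,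
\[
q_{3g-3}=\frac{\gamma_g}{\nu^2(5g-5)(5g-3)}\Bigl(\frac{\nu}{\nu-1}\Bigr)^{3g-1},
\]
where $\gamma_g>0$ is given by the recursion \eqref{eq:gamma}.
\end{theorem}

A constant that does not depend on the valence should come from the Gaussian part of the model, and this suggests its value. After reduction to eigenvalues, $Z_N(t)/Z_N(0)$ is a ratio $D_N(s)/D_N(0)$ with $s=tN^{1-\nu}$, and $D_n(0)=(2\pi)^{n/2}\prod_{j<n}j!$. The function $G(n)=\log D_n(0)$ satisfies $G(n+1)+G(n-1)-2G(n)=\log n$, and if this equation is solved formally in decreasing powers of $n$, the coefficient of $n^{2-2g}$ is forced to be $c_g$ (this is the computation in the proof of Proposition~\ref{prop:two}). So $e_g+c_g$ is the genus-$g$ term of the \emph{unnormalized} free energy $\log D_n(s)$, and the theorems say that this term vanishes at $z=\infty$: the constant $C^{(g)}$ is produced by dividing by $Z_N(0)$ and by nothing else.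

Section~\ref{sec:exact} proves exact identities for finite $n$, and Section~\ref{sec:genus} turns them into two linear differential equations for $e_g+c_g$. Section~\ref{sec:example} solves these by hand for $\nu=2$, $g\le2$. Section~\ref{sec:structure} determines the shape of their right-hand sides, Section~\ref{sec:proof} proves the expansion, and Section~\ref{sec:pole} finds the order of the pole.

One elementary fact is used throughout. \emph{If $f\in\mathbb Q[[t]]$ satisfies $f(0)=1$ and $f\ne1$, then $P(f)\neq0$ for every nonzero polynomial $P$ over $\mathbb{Q}$}: write $P(Y)=(Y-1)^kQ(Y)$ with $Q(1)\ne0$; then $Q(f)$ has nonzero constant term. We say that $f$ is transcendental; a polynomial in $f$ has well-defined coefficients. This applies to $z=1-ct+\cdots$.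

\section{Exact identities for finite $n$}\label{sec:exact}

For $a>0$ and $s\ge0$ let $w(\lambda)=e^{-a\lambda^2/2-s\lambda^{2\nu}}$, let $p_0,p_1,\dots$ be the monic orthogonal polynomials for $w$ on the real line, and let $h_j=\int p_j^2w$. Writing the Vandermonde determinant as $\det(p_{j-1}(\lambda_i))$ and using orthogonality,
\[
D_n(a,s):=\frac1{n!}\int\prod_{i<j}(\lambda_i-\lambda_j)^2\prod_{i=1}^nw(\lambda_i)\,d\lambda_i=\prod_{j<n}h_j,\qquad D_0=1 .
\]
Put $\rho_n=h_n/h_{n-1}$ for $n\ge1$ and $\rho_0=0$. Because the valence is even, $w$ is even, $p_k$ has the parity of $k$, and the three-term recurrence has no diagonal term: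
\begin{equation}\label{eq:3term}
\lambda p_k=p_{k+1}+\rho_kp_{k-1}.
\end{equation}
The moments of $w$ are smooth in $(a,s)$ up to $s=0$ by dominated convergence, and $h_j>0$ and the coefficients of $p_j$ arise from them by Gram--Schmidt, so all these quantities are smooth up to $s=0$. The parameter $a$ can be scaled away; it is there so that we can differentiate in it.

Iterating \eqref{eq:3term} expresses $\lambda^{m}p_n$ as a sum over lattice paths with $m$ steps $\pm1$ starting at height $n$, an up step having weight $1$ and a down step $k\to k-1$ weight $\rho_k$. Let $\Pi$ be the set of the $b$ paths with $2\nu-1$ steps from $0$ to $-1$. Each $\pi\in\Pi$ has $\nu$ down steps, and we call $m_1(\pi),\dots,m_\nu(\pi)$ the heights at which they start. For $\nu=2$ the paths up-down-down, down-up-down and down-down-up have $(m_1,m_2)=(1,0),(0,0),(0,-1)$.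

\begin{proposition}\label{prop:exact}
Let $a=1$, $\vartheta_s=s\,\partial_s$ and $p(X)=\nu X(\nu X+1)$.
\begin{enumerate}
\item[(i)] For $n\ge1$, $\rho_n=D_{n+1}D_{n-1}/D_n^2$ and $\rho_n|_{s=0}=n$.
\item[(ii)] For $n\ge\nu$, $\ n=\rho_n+2\nu s\sum_{\pi\in\Pi}\prod_{i=1}^\nu\rho_{n+m_i(\pi)}$.
\item[(iii)] For $n\ge1$, $\ \frac{n^2}2+p(\vartheta_s)\log D_n=\frac14\rho_n(\rho_{n+1}+\rho_{n-1})$.
\end{enumerate}
\end{proposition}

We call (i) the Toda equation and (ii) the string equation; for $\nu=2$ the latter reads $n=\rho_n\bigl(1+4s(\rho_{n+1}+\rho_n+\rho_{n-1})\bigr)$.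

\begin{proof}
The first formula in (i) follows from $D_n=\prod_{j<n}h_j$. Since $p_n'=np_{n-1}+(\text{lower degree})$ and $\int p_np_{n-1}'w=0$, integration by parts gives
\[
nh_{n-1}=\int p_n'p_{n-1}w=\int p_np_{n-1}\,(\lambda+2\nu s\lambda^{2\nu-1})\,w .
\]
The integral $\int\lambda^mp_np_{n-1}w$ is $h_{n-1}$ times the coefficient of $p_{n-1}$ in $\lambda^mp_n$. For $m=1$ this coefficient is $\rho_n$, which at $s=0$ gives $\rho_n=n$. For $m=2\nu-1$ it is the sum over paths from $n$ to $n-1$, and for $n\ge\nu$ none of these goes below height $0$. This proves (ii).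

For (iii) let $a$ vary. As $p_j$ is monic, $\partial_ap_j$ has degree less than $j$, so $\partial_ah_j=-\frac12\int(\lambda p_j)^2w=-\frac12(h_{j+1}+\rho_j^2h_{j-1})$, that is, $\partial_a\log h_j=-\frac12(\rho_{j+1}+\rho_j)$. Subtracting consecutive equations gives $\partial_a\rho_j=-\frac12(T_j-T_{j-1})$ with $T_j=\rho_j\rho_{j+1}$; this also holds for $j=0$ if $T_{-1}=0$. Hence
\[
\partial_a^2\log D_n=\frac14\sum_{j=0}^{n-1}(T_{j+1}-T_{j-1})=\frac14(T_n+T_{n-1}),
\]
because $T_0=T_{-1}=0$. On the other hand, the substitution $\lambda_i\mapsto a^{-1/2}\lambda_i$ gives $\log D_n(a,s)=-\frac{n^2}2\log a+f(sa^{-\nu})$ with $f(s)=\log D_n(1,s)$. Now $\partial_a[f(sa^{-\nu})]=-\nu a^{-1}(\vartheta_sf)(sa^{-\nu})$, and a second derivative at $a=1$ yields $\nu\vartheta_sf+\nu^2\vartheta_s^2f=p(\vartheta_s)f$.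
\end{proof}

From now on $a=1$, and $D_n$, $\rho_n$ are identified with their Taylor series at $s=0$. Passing to Taylor series respects sums, products, $\vartheta_s$, $\exp$ and $\log$, so Proposition~\ref{prop:exact} holds for the series.

\begin{proposition}\label{prop:wick}
For every integer $n\ge0$,
\[
\log\frac{D_n(s)}{D_n(0)}=\Phi(n,s):=\sum_{j\ge1}\frac{(-s)^j}{j!}\sum_{g\ge0}\mathcal N_{2\nu}(g,j)\,n^{(\nu-1)j+2-2g},
\]
and $\Phi\in\mathbb Q[n][[s]]$.
\end{proposition}

\begin{proof}
By \eqref{eq:faces} the inner sum is finite and has positive exponents, so it is a polynomial vanishing at $n=0$, where $D_0=1$. Let $n\ge1$ and let $M$ be an $n\times n$ Hermitian matrix with density proportional to $e^{-\operatorname{tr}M^2/2}$. Its eigenvalues have density proportional to $\prod_{i<j}(\lambda_i-\lambda_j)^2\prod_ie^{-\lambda_i^2/2}$, so $D_n(s)/D_n(0)=\langle e^{-s\operatorname{tr}M^{2\nu}}\rangle$, with Taylor series $\sum_j\frac{(-s)^j}{j!}\langle(\operatorname{tr}M^{2\nu})^j\rangle$. Write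 $(\operatorname{tr}M^{2\nu})^j=\sum_i\prod_dM_{i(d)\,i(\sigma d)}$, where $d$ runs over the darts and $i$ over all maps from darts to $\{1,\dots,n\}$. Wick's theorem expresses the mean of a product of centered Gaussian variables as the sum over pairings $\alpha$ of the products of the covariances, here $\langle M_{ij}M_{kl}\rangle=\delta_{il}\delta_{jk}$. The product for $\alpha$ is $1$ if $i(d)=i(\sigma\alpha d)$ for all $d$ and $0$ otherwise, so $\alpha$ contributes $n^F$, where $F$ is the number of cycles of $\sigma\alpha$. This weight is multiplicative over connected components, so by the exponential formula the logarithm of the series retains exactly the connected pairings.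
\end{proof}

Polynomiality lets us treat $n$ as a variable. Define
\[
\rho(n,s)=n\exp\bigl(\Phi(n+1,s)+\Phi(n-1,s)-2\Phi(n,s)\bigr)\in\mathbb Q[n][[s]].
\]
By (i), $\rho(n,s)=\rho_n$ for integers $n\ge1$. Each coefficient of $s^j$ in (ii) and (iii) is then an identity between polynomials in $n$ valid for all large integers, so (ii) and (iii) hold in $\mathbb Q[n][[s]]$, with $\log D_n$ replaced by $\Phi$ in (iii) since $p(\vartheta_s)$ kills $\log D_n(0)$.

\section{Two differential equations for $e_g$}\label{sec:genus}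

\subsection*{Separating the genera}
Substitute $n=x/\hbar$ and $s=\hbar^{\nu-1}t$. Let $\mathbb A=\mathbb Q[x,x^{-1}][[t]]$, $\partial=\partial_x$, $\vartheta=t\,\partial_t$. Then
\[
\hbar^2\Phi=\sum_{g\ge0}\hbar^{2g}\Phi_g,\qquad\Phi_g=x^{2-2g}e_g(x^{\nu-1}t)\in t\,\mathbb Q[x][[t]].
\]
The shift $n\mapsto n+m$ becomes $x\mapsto x+m\hbar$, which by Taylor's formula for polynomials is the operator $e^{m\hbar\partial}$. Let $R=\hbar\,\rho(x/\hbar,\hbar^{\nu-1}t)$. The definition of $\rho$, identity (ii) times $\hbar$ and identity (iii) times $\hbar^2$ become, in $\mathbb A[[\hbar]]$,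
\begin{align}
\log(R/x)&=(e^{\hbar\partial}+e^{-\hbar\partial}-2)\,\Phi,\label{eq:toda}\\
x&=R+2\nu t\sum_{\pi\in\Pi}\prod_{i=1}^\nu R(x+m_i(\pi)\hbar),\label{eq:string}\\
\tfrac12x^2+p(\vartheta)\,\hbar^2\Phi&=\tfrac14R\,\bigl(R(x+\hbar)+R(x-\hbar)\bigr).\label{eq:third}
\end{align}
The right side of \eqref{eq:toda} is a power series in $\hbar^2$ that vanishes at $t=0$, so $R=\sum_{g\ge0}\hbar^{2g}r_g$ with $r_g\in\mathbb Q[x][[t]]$ and $r_0|_{t=0}=x$.

Let $u=r_0$. The $\hbar^0$ term of \eqref{eq:string} is $x=u+ctu^\nu$, and comparison with \eqref{eq:z} shows $u=x\,z(x^{\nu-1}t)$, a unit of $\mathbb A$. In \eqref{eq:string} the variable $x$ occurs explicitly only at this order, so the $r_g$ with $g\ge1$ will be built from $u$ and its derivatives alone. These derivatives are controlled by one more series,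
\[
v:=\partial u=\frac1{1+\nu ct\,u^{\nu-1}},\qquad\text{so that}\qquad \nu ct\,u^{\nu-1}v=1-v .
\]
Differentiating, $\partial v=-v^2\cdot\nu(\nu-1)ctu^{\nu-2}v=(\nu-1)u^{-1}(v^3-v^2)$, and therefore
\begin{equation}\label{eq:der}
\partial(u^mv^k)=u^{m-1}\Bigl[\bigl(m-k(\nu-1)\bigr)v^{k+1}+k(\nu-1)\,v^{k+2}\Bigr].
\end{equation}

\subsection*{Inverting the Toda equation}
Equation \eqref{eq:third} is already a differential equation for $\Phi_g$. Equation \eqref{eq:toda} is a difference equation, and inverting the second difference is where the Bernoulli numbers appear. Define $\sigma_k$ by $\bigl(\frac{y/2}{\sinh(y/2)}\bigr)^2=\sum_{k\ge0}\sigma_ky^{2k}$. Differentiating $\coth\frac y2=2\sum_kB_{2k}\,y^{2k-1}/(2k)!$ gives $-\frac12\sinh^{-2}\frac y2=2\sum_k(2k-1)B_{2k}\,y^{2k-2}/(2k)!$, hence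
\[
\sigma_k=-\frac{(2k-1)B_{2k}}{(2k)!};\qquad\sigma_0=1,\quad\sigma_1=-\frac1{12},\quad\sigma_2=\frac1{240}.
\]
For $g\ge1$ let $\Lambda_g$ be the coefficient of $\hbar^{2g}$ in $\log(R/u)$, and put
\begin{equation}\label{eq:YH}
Y_g=\frac12\sum_{a+a'+k=g}\frac{r_a\,\partial^{2k}r_{a'}}{(2k)!},\qquad
H_g=\sigma_g\,\partial^{2g-1}\frac vu+\sum_{k=0}^{g-1}\sigma_k\,\partial^{2k}\Lambda_{g-k}.
\end{equation}

\begin{proposition}\label{prop:two}
For $g\ge1$, $\ p(\vartheta)\Phi_g=Y_g$. For $g\ge2$, $\ \partial^2\bigl(\Phi_g+c_gx^{2-2g}\bigr)=H_g$.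
\end{proposition}

\begin{proof}
The first equation is the $\hbar^{2g}$ term of \eqref{eq:third}, whose right side is $\frac12R\cosh(\hbar\partial)R$. For the second, $e^y+e^{-y}-2=y^2\bigl(\frac{\sinh(y/2)}{y/2}\bigr)^2$, so \eqref{eq:toda} gives $\partial^2(\hbar^2\Phi)=\sum_k\sigma_k\hbar^{2k}\partial^{2k}\log(R/x)$. Insert $\log(R/x)=\log(u/x)+\sum_{g\ge1}\hbar^{2g}\Lambda_g$. Since $\partial\log(u/x)=v/u-1/x$ and $\partial^{2g-1}x^{-1}=-(2g-1)!\,x^{-2g}$, the $\hbar^{2g}$ term is
\begin{equation}\label{eq:bern}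
\partial^2\Phi_g-\sigma_g(2g-1)!\,x^{-2g}=H_g\qquad(g\ge1).
\end{equation}
Finally $-\sigma_g(2g-1)!=(2g-1)B_{2g}/(2g)=(2g-1)(2g-2)c_g$ for $g\geq2$, and $\partial^2x^{2-2g}=(2g-1)(2g-2)x^{-2g}$.
\end{proof}

The term $c_gx^{2-2g}$ comes from the $x$ in $\log(R/x)$, that is, from the Gaussian value $\rho_n|_{s=0}=n$. All other terms are built from the $r_a$.

\subsection*{Setting $x=1$}
The substitution $x=1$ is a ring homomorphism $\mathbb A\to\mathbb Q[[t]]$ that commutes with $\vartheta$. Put
\[
\eta=\frac1{\nu-(\nu-1)z}=1-(\nu-1)ct+\cdots,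
\]
a transcendental series; $z=1$ corresponds to $\eta=1$ and $z=\infty$ to $\eta=0$.

\begin{lemma}\label{lem:eta}
\begin{enumerate}
\item[(a)] At $x=1$ we have $u=z$ and $v=z\eta=\frac{\nu\eta-1}{\nu-1}$. For $0\le m\le k$, $\ u^{-m}v^k|_{x=1}=\eta^m\bigl(\frac{\nu\eta-1}{\nu-1}\bigr)^{k-m}$, a polynomial in $\eta$ of degree $k$ divisible by $\eta^m$.
\item[(b)] $\vartheta\eta=\eta(1-\eta)(1-\nu\eta)/(\nu-1)$. Thus $\vartheta$ maps $\eta^m\mathbb Q[\eta]$ into itself for $m\ge0$, and it sends a polynomial of degree $d\ge1$ to one of degree $d+2$, multiplying the leading coefficient by $d\nu/(\nu-1)$.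
\item[(c)] For $g\ge2$, with $q(X)=\bigl((\nu-1)X-(2g-2)\bigr)\bigl((\nu-1)X-(2g-1)\bigr)$,
\begin{equation}\label{eq:pq}
p(\vartheta)(e_g+c_g)=Y_g|_{x=1},\qquad q(\vartheta)(e_g+c_g)=H_g|_{x=1}.
\end{equation}
\end{enumerate}
\end{lemma}

\begin{proof}
(a) By \eqref{eq:z}, $1/v=1+\nu(1-z)/z=1/(z\eta)$, and $(\nu-1)z\eta=\nu\eta-1$ by the definition of $\eta$. Then $u^{-m}v^k=(v/z)^mv^{k-m}$.

(b) Applying $\vartheta$ to \eqref{eq:z} gives $(1+\nu ctz^{\nu-1})\vartheta z=-(1-z)$, so $\vartheta z=-(1-z)z\eta$ and $\vartheta\eta=(\nu-1)\eta^2\vartheta z=-(\nu-1)\,\eta\cdot z\eta\cdot(1-z)\eta$. Now use (a) and $(1-z)\eta=\eta-z\eta=\frac{1-\eta}{\nu-1}$.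

(c) The first equation follows from Proposition~\ref{prop:two} and $p(0)=0$. For the second, $\partial^2$ multiplies the monomial $x^Ft^j$ with $F=(\nu-1)j+2-2g$ by $F(F-1)x^{-2}=q(j)x^{-2}$, and $q(\vartheta)t^j=q(j)t^j$; the term $c_gx^{2-2g}$ is the case $j=0$.
\end{proof}

Each equation in \eqref{eq:pq} loses something. The operator $p(\vartheta)$ kills the constants, so the first equation determines $e_g$ but cannot see $c_g$. The second sees $c_g$, because $q(0)=(2g-2)(2g-1)\ne0$, but $q(\vartheta)$ kills $t^j$ when $F\in\{0,1\}$, so it cannot see the maps with one face. The two losses are disjoint, and the proof rests on this.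

\section{Valence four, genus one and two}\label{sec:example}

Let $\nu=2$ and $\kappa=24t$. Then $\kappa uv=1-v$ and $\partial v=-\kappa v^3$ with $\partial\kappa=0$, so $u''=-\kappa v^3$ and $u''''=-15\kappa^3v^7$ (primes denote $\partial$). The string equation is
\[
x=R+\tfrac\kappa6R\,\bigl(3R+\hbar^2R''+\tfrac1{12}\hbar^4R''''+\cdots\bigr).
\]
In the $\hbar^{2g}$ term, $r_g$ appears with the factor $1+\kappa u=1/v$. At $x=1$ we have $v=2\eta-1$, $v/u=\eta$, and $\vartheta=\eta\varphi\,\frac d{d\eta}$ with $\varphi=(1-\eta)(1-2\eta)$; also $p(\vartheta)=(4\vartheta+2)\vartheta$, and $4\vartheta+2$ is injective on $\mathbb Q[[t]]$.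

\subsection*{Genus one}
The $\hbar^2$ term gives $r_1=-\frac\kappa6v\,uu''=\frac\kappa6v^3(1-v)=\frac16u^{-1}v^2(1-v)^2$, and
\[
Y_1=ur_1+\tfrac14uu''=-\tfrac1{12}v^2(1-v)(1+2v),\qquad Y_1|_{x=1}=-\tfrac16(1-\eta)(1-2\eta)^2(4\eta-1).
\]
We have $\vartheta\log\eta=\varphi$ and $(4\vartheta+2)\varphi=\varphi\,\bigl(4\eta(4\eta-3)+2\bigr)=-2\varphi\,(1-2\eta)(4\eta-1)=12\,Y_1|_{x=1}$. Hence $\vartheta e_1=\vartheta\frac1{12}\log\eta$, and since both series vanish at $t=0$,
\[
e_1=\tfrac1{12}\log\eta=-\tfrac1{12}\log(2-z)=-t+\cdots .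
\]
So a polynomial right-hand side does not by itself make the solution polynomial: inverting $\vartheta$ can create a logarithm.

\subsection*{Genus two}
With $r_1''=\frac{\kappa^3}6(15v^7-24v^8)$, the four products needed are multiples of $W=\kappa^2v^6(1-v)=u^{-2}v^4(1-v)^3$:
\[
r_1^2=\tfrac{1-v}{36}W,\qquad ur_1''=\tfrac{15-24v}6W,\qquad r_1u''=-\tfrac16W,\qquad uu''''=-15W.
\]
The $\hbar^4$ term of the string equation gives
\[
r_2=-\tfrac\kappa6v\bigl(3r_1^2+ur_1''+r_1u''+\tfrac1{12}uu''''\bigr)=\tfrac7{72}\kappa v(7v-2)W=\tfrac7{72}u^{-3}v^4(1-v)^4(7v-2),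
\]
so $ur_2=\frac7{72}(1-v)(7v-2)W$, and \eqref{eq:YH} gives
\begin{align*}
Y_2&=ur_2+\tfrac12r_1^2+\tfrac14(ur_1''+r_1u'')+\tfrac1{48}uu''''=\tfrac1{144}(13-20v-98v^2)W,\\
Y_2|_{x=1}&=\tfrac1{18}\eta^2(1-\eta)^3(1-2\eta)^2(-65+352\eta-392\eta^2).
\end{align*}
We look for a polynomial $P\in\eta^2\mathbb Q[\eta]$ of degree $5$ with $p(\vartheta)P=Y_2|_{x=1}$. Then $G=\vartheta P$ has degree $7$ and is divisible by $\eta^2(1-2\eta)$, and it should vanish to third order at $\eta=1$, since \eqref{eq:faces} forces $j\ge3$. So try $G=\frac1{36}E\,(A\eta+B)$ with $E=\eta^2(1-\eta)^3(1-2\eta)$. Logarithmic differentiation gives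
\[
(4\vartheta+2)E=E\,\bigl(2+8\varphi-12\eta(1-2\eta)-8\eta(1-\eta)\bigr)=2E\,(1-2\eta)(5-12\eta),
\]
and therefore
\[
(4\vartheta+2)G=\tfrac1{18}E\,(1-2\eta)\bigl(5B+(7A-12B)\eta-14A\eta^2\bigr).
\]
The three conditions $5B=-65$, $7A-12B=352$, $14A=392$ are consistent: $A=28$, $B=-13$. Thus $\vartheta e_2=G$, $\ dP/d\eta=G/(\eta\varphi)=\frac1{36}\eta(1-\eta)^2(28\eta-13)$, and $e_2=P(\eta)-P(1)$ with
\begin{equation}\label{eq:e2}
P=\tfrac1{720}\bigl(-130\eta^2+360\eta^3-345\eta^4+112\eta^5\bigr),\qquad P(1)=-\tfrac1{240}=\tfrac{B_4}8 .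
\end{equation}
This agrees with the formula of Bessis, Itzykson and Zuber \cite{BIZ}, which in the present sign convention reads $e_2=(z-1)^3(82+21z-3z^2)/\bigl(720(2-z)^5\bigr)$.

Here $P(1)=c_2$ came out of an addition that cannot be carried out for general $g$. The second equation gives the reason for it. We have $\Lambda_1=r_1/u=\frac16\kappa^2v^4$, $\Lambda_1''=4\kappa^4v^8$, and $\Lambda_2=r_2/u-\frac12\Lambda_1^2=\frac1{72}\kappa^4v^8(49v-15)$. With $\kappa^4v^8=u^{-4}v^4(1-v)^4$ and three applications of \eqref{eq:der} to $v/u$,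
\[
H_2=u^{-4}v^4\Bigl[\tfrac1{240}(-48+87v-60v^2+15v^3)+\tfrac1{72}(1-v)^4(49v-39)\Bigr].
\]
Only the prefactor matters: $H_2|_{x=1}\in\eta^4\mathbb Q[\eta]$. The equation $q(\vartheta)\bigl(P-P(1)+c_2\bigr)=H_2|_{x=1}$, with $q(X)=(X-2)(X-3)$, is an identity of polynomials in $\eta$, and $q(\vartheta)P$ is divisible by $\eta^2$. Its constant term is $6(c_2-P(1))=0$.

Two things must be proved in general: that $Y_g$ and $H_g$ have the form $u^{-m}v^m\cdot(\text{polynomial in }v)$, and that no logarithm occurs, which above was the consistency of an overdetermined system.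

\section{The shape of $r_g$, $Y_g$ and $H_g$}\label{sec:structure}

Let $\nu\ge2$ again. For integers $m$ and $0\le i\le j$ let $V[m;i,j]\subset\mathbb A$ be the $\mathbb Q$-span of $u^mv^i,u^mv^{i+1},\dots,u^mv^j$. These elements are linearly independent, because $u$ is a unit and $v|_{x=1}=1-\nu ct+\cdots$ is transcendental. By the definition and \eqref{eq:der},
\begin{equation}\label{eq:V}
V[m;i,j]\,V[m';i',j']\subset V[m+m';i+i',j+j'],\qquad\partial V[m;i,j]\subset V[m-1;i+1,j+2].
\end{equation}
By Lemma~\ref{lem:eta}(a), the lower bound $i\ge-m\geq0$ makes an element a polynomial in $\eta$ at $x=1$, the exponent $-m$ is a lower bound for its order of vanishing at $z=\infty$, and $j$ bounds the order of its pole.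

\begin{lemma}\label{lem:r}
For $g\ge1$, $\ r_g\in V[1-2g;\,2g,\,5g-1]$. For $(a,k)\ne(0,0)$,
\begin{equation}\label{eq:dr}
\partial^kr_a\in V[1-2a-k;\,2a+k,\,5a+2k-1].
\end{equation}
\end{lemma}

\begin{proof}
For $a=0$, \eqref{eq:dr} follows from $\partial u=v\in V[0;1,1]$ and \eqref{eq:V}; for $a\ge1$ it follows from the first claim for $r_a$ and \eqref{eq:V}. We prove the first claim by induction on $g$, so \eqref{eq:dr} is available for $a<g$. Expand $R(x+m\hbar)=\sum_{a,k}\hbar^{2a+k}\frac{m^k}{k!}\partial^kr_a$ in \eqref{eq:string}. The $\hbar^{2g}$ term is $0=r_g+2\nu t(\nu b\,u^{\nu-1}r_g+\Xi_g)$, where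
\begin{equation}\label{eq:Xi}
\Xi_g=\sum_{\pi\in\Pi}\ \sum_{(a_i,k_i)}\ \prod_{i=1}^\nu\frac{m_i(\pi)^{k_i}}{k_i!}\,\partial^{k_i}r_{a_i},
\end{equation}
the inner sum running over all tuples with $\sum_i(2a_i+k_i)=2g$ and all $a_i<g$; if some $a_i=g$, the other factors equal $u$, which gives the term $\nu b\,u^{\nu-1}r_g$. Since $1+2\nu^2b\,tu^{\nu-1}=1/v$ and $2\nu tv=\frac2c(1-v)u^{1-\nu}$,
\begin{equation}\label{eq:rg}
r_g=-\tfrac2c\,(1-v)\,u^{1-\nu}\,\Xi_g .
\end{equation}
Consider one product in \eqref{eq:Xi}. Let $A=\sum a_i$, $K=\sum k_i=2g-2A$, and let $L$ be the number of $i$ with $(a_i,k_i)\ne(0,0)$; the other factors are $u\in V[1;0,0]$. By \eqref{eq:dr} and \eqref{eq:V} the product lies in $V[\nu-2g;\,2g,\,J]$ with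
\begin{equation}\label{eq:J}
J=5A+2K-L=4g+A-L .
\end{equation}
If $A=g$, then $L\ge2$ because all $a_i<g$. If $A\le g-1$, then $K>0$ and $L\ge1$. In both cases $J\le5g-2$. So $\Xi_g\in V[\nu-2g;2g,5g-2]$, and \eqref{eq:rg} gives the claim.
\end{proof}

For $g\ge1$ let $\gamma_g$ be the coefficient of $u^{1-2g}v^{5g-1}$ in $r_g$.

\begin{lemma}\label{lem:YH}
For $g\ge1$, $\ Y_g\in V[2-2g;\,2g,\,5g-1]$, the coefficient of $u^{2-2g}v^{5g-1}$ in $Y_g$ is $\gamma_g$, and $H_g\in V[-2g;\,2g,\,5g-1]$.
\end{lemma}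

\begin{proof}
By Lemma~\ref{lem:r}, each term $r_a\partial^{2k}r_{a'}$ of $Y_g$ is $u^{2-2g}$ times a polynomial in $v$ divisible by $v^{2g}$. The two terms with $k=0$, $\{a,a'\}=\{0,g\}$ contribute $ur_g$. Every other term has degree at most $5g-2$ in $v$: if $a=0$, then $k\ge1$ and the degree is at most $5a'+4k-1=5g-1-k$; if $a\ge1$, then $(a',k)\ne(0,0)$ and the degree is at most $(5a-1)+(5a'+4k-1)\le5g-2$.

Expanding $\log\bigl(1+\sum_{a\ge1}\hbar^{2a}r_a/u\bigr)$ shows that $\Lambda_g$ is a combination of products of factors $r_a/u\in V[-2a;2a,5a-1]$ with indices $a\geq1$ adding up to $g$, so $\Lambda_g\in V[-2g;2g,5g-1]$. By \eqref{eq:V}, $\partial^{2k}\Lambda_{g-k}\in V[-2g;2g,5g-1-k]$, and $v/u\in V[-1;1,1]$ gives $\partial^{2g-1}(v/u)\in V[-2g;2g,4g-1]$.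
\end{proof}

\section{The partial fraction expansion}\label{sec:proof}

To solve either equation in \eqref{eq:pq} alone one must integrate, at the risk of logarithms and unknown constants. With both equations one only differentiates.

\begin{proof}[Proof of Theorem~\ref{thm:B}, except for the statements on $q_{3g-3}$]
Let $g\ge2$ and $f=e_g+c_g$. By Lemmas~\ref{lem:YH} and~\ref{lem:eta}(a), $Y_g|_{x=1}\in\eta^{2g-2}\mathbb Q[\eta]$ and $H_g|_{x=1}\in\eta^{2g}\mathbb Q[\eta]$, and $Y_g|_{x=1}$ has degree at most $5g-1$. The roots of $p$ are $0$ and $-1/\nu$, while those of $q$ are positive since $g\ge2$. So $p$ and $q$ are coprime, and $\alpha p+\beta q=1$ for some $\alpha,\beta\in\mathbb Q[X]$. By \eqref{eq:pq} and Lemma~\ref{lem:eta}(b),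
\[
f=\alpha(\vartheta)\,Y_g|_{x=1}+\beta(\vartheta)\,H_g|_{x=1}\in\eta^{2g-2}\,\mathbb Q[\eta].
\]
This formula overestimates the degree, which we bound by returning to the first equation. If $f\ne0$, its degree $d$ is at least $2g-2\ge1$, so $\vartheta^2f$ and $\vartheta f$ have degrees $d+4$ and $d+2$, and $p(\vartheta)f=\nu^2\vartheta^2f+\nu\vartheta f$ has degree $d+4\le5g-1$. Hence $d\le5g-5$ and
\[
e_g=-c_g+\sum_{\ell=0}^{3g-3}q_\ell\,\eta^{2g-2+\ell},\qquad q_\ell\in\mathbb Q .
\]
At $t=0$ we have $\eta=1$ and $e_g=0$, so $\sum_\ell q_\ell=c_g$, which is $\chi_{\mathrm{orb}}(M_g)$ by the Harer--Zagier formula. As $z\to\infty$, $\eta=O(z^{-1})$, which gives the limit and the estimate.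
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:A}]
For $\nu=2$, $\eta=1/(2-z)$, so the expansion just obtained has the form \eqref{eq:pf}. Since $z$ is transcendental, the rational function representing $e_g$ is unique, and so is its partial fraction expansion. Thus $C^{(g)}=-c_g$.
\end{proof}

\begin{remark}
For $g=1$ the polynomials $p$ and $q$ share the root $0$, and $c_1$ is undefined: the term $\frac1{12}x^{-2}$ in \eqref{eq:bern} is $\partial^2$ of $-\frac1{12}\log x$, not of a power of $x$. The conclusion fails as well, as the logarithmic $e_1$ of Section~\ref{sec:example} shows. The hypothesis $\nu\ge2$ is used in Lemma~\ref{lem:eta}; for $\nu=1$ the series $\eta$ is the constant $1$.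
\end{remark}

\section{The order of the pole}\label{sec:pole}

It remains to show that the degree bound $5g-5$ is attained. We follow the top coefficients through the proof of Lemma~\ref{lem:r}; they turn out to satisfy a closed recursion with positive terms. Put $\mu=\frac12\sum_{\pi\in\Pi}\sum_{i=1}^\nu m_i(\pi)^2$. Since $\nu\ge2$, some path starts with an up step followed by a down step, which has $m_i=1$; so $\mu>0$.

\begin{lemma}\label{lem:gamma}
We have $\gamma_1=\frac2c\mu(\nu-1)$ and, for $g\ge2$,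
\begin{equation}\label{eq:gamma}
\gamma_g=\frac2c\Bigl[b\binom\nu2\sum_{a=1}^{g-1}\gamma_a\gamma_{g-a}+\mu(\nu-1)^2(5g-6)(5g-4)\,\gamma_{g-1}\Bigr].
\end{equation}
In particular $\gamma_g>0$ for all $g\ge1$.
\end{lemma}

\begin{proof}
By \eqref{eq:rg}, $\gamma_g$ is $\frac2c$ times the coefficient of $u^{\nu-2g}v^{5g-2}$ in $\Xi_g$. By \eqref{eq:J} a product can contribute only if $A-L=g-2$, and since $L\ge1$ and $A\le g$ there are two cases.

If $A=g$ and $L=2$, then $K=0$, two of the $\nu$ factors are $r_a$ and $r_{g-a}$ with $1\le a\le g-1$, and the others are $u$. Summed over the $b$ paths and the $\binom\nu2$ pairs of positions, these products give $b\binom\nu2u^{\nu-2}\sum_{a=1}^{g-1}r_ar_{g-a}$, in which the coefficient of $u^{\nu-2g}v^{5g-2}$ is $b\binom\nu2\sum_a\gamma_a\gamma_{g-a}$. For $g=1$ the sum is empty.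

If $A=g-1$ and $L=1$, then $K=2$ and the only factor other than $u$ is $\frac12m_i^2\,\partial^2r_{g-1}$; these products give $\mu\,u^{\nu-1}\partial^2r_{g-1}$. By \eqref{eq:der}, $\partial$ sends the top term $v^k$ to $k(\nu-1)v^{k+2}$. For $g\ge2$ we apply this with $k=5g-6$ and then $k=5g-4$, and find the coefficient $(\nu-1)^2(5g-6)(5g-4)\gamma_{g-1}$ of $v^{5g-2}$ in $\partial^2r_{g-1}$. For $g=1$, $\partial^2u=\partial v$ has the coefficient $\nu-1$ of $v^3$.
\end{proof}

\begin{proof}[End of the proof of Theorem~\ref{thm:B}]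
Compare the coefficients of $\eta^{5g-1}$ in $p(\vartheta)(e_g+c_g)=Y_g|_{x=1}$. On the right, by Lemmas~\ref{lem:YH} and~\ref{lem:eta}(a), only $\gamma_gu^{2-2g}v^{5g-1}$ contributes, with $k-m=3g+1$, and the coefficient is $\gamma_g\bigl(\frac\nu{\nu-1}\bigr)^{3g+1}$. On the left only $\nu^2\vartheta^2(q_{3g-3}\eta^{5g-5})$ contributes, and Lemma~\ref{lem:eta}(b) with $d=5g-5$ and $d=5g-3$ gives $\nu^2(5g-5)(5g-3)\bigl(\frac\nu{\nu-1}\bigr)^2q_{3g-3}$. This is the stated formula, and $q_{3g-3}>0$ by Lemma~\ref{lem:gamma}.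
\end{proof}

For $\nu=2$ we have $b=3$, $c=12$ and $\mu=1$, so $\gamma_1=\frac16$ and $\gamma_2=\frac16\bigl(\frac3{36}+\frac{24}6\bigr)=\frac{49}{72}$, the top coefficients of $r_1$ and $r_2$ in Section~\ref{sec:example}. In genus two the formula gives $q_3=\frac{49}{72}\cdot\frac{32}{140}=\frac{112}{720}$, the leading coefficient in \eqref{eq:e2}.

\begin{thebibliography}{9}

\bibitem{BIZ}
Bessis, Itzykson, Zuber, Adv. Appl. Math. 1 (1980).

\bibitem{ELT}
Nicholas Ercolani, Joceline Lega, Brandon Tippings, \emph{Map enumeration from a dynamical perspective}, arXiv:2308.06369 (2023).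

\end{thebibliography}
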